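# The smallest disc containing the negative part of a Wigner function

## 1. Wigner functions and their negative parts

**Definition (Wigner function).** Let $\hbar>0$ and $f\in L^2(\mathbb R)$. The Wigner function of $f$ is
$$W_\hbar f(x,p)=\frac1{2\pi\hbar}\int_{\mathbb R}f\!\left(x+\tfrac\tau2\right)\overline{f\!\left(x-\tfrac\tau2\right)}\,e^{-\frac i\hbar p\tau}\,d\tau ,\qquad z=(x,p)\in\mathbb R^2 .$$
When $\hbar$ is understood we write $Wf$. The **negative part** of $Wf$ is the set $\mathcal N_-(Wf)=\{z\in\mathbb R^2:Wf(z)<0\}$, and $B_R(z_0)$ is the open disc of radius $R$ centered at $z_0$.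

The constant $\hbar$ can be scaled away. Put $g(x)=\hbar^{1/4}f(\sqrt\hbar\,x)$, which has the same norm as $f$. The substitution $\tau\mapsto\sqrt\hbar\,\tau$ in the integral gives
$$W_\hbar f(\sqrt\hbar\,z)=\hbar^{-1}\,W_1g(z). \tag{1}$$
So $\mathcal N_-(W_\hbar f)=\sqrt\hbar\;\mathcal N_-(W_1g)$: lengths scale by $\sqrt\hbar$ and areas by $\hbar$. From here on all computations are done with $\hbar=1$, and we write $\mathcal N(f)=\mathcal N_-(W_1f)$. For fixed $f$ we use
$$\varphi(x,\tau)=f\!\left(x+\tfrac\tau2\right)\overline{f\!\left(x-\tfrac\tau2\right)},\qquad Wf(x,p)=\frac1{2\pi}\int\varphi(x,\tau)e^{-ip\tau}\,d\tau .$$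

**Example (the Gaussian $h_0$).** For $h_0(x)=\pi^{-1/4}e^{-x^2/2}$ we have $\varphi=\pi^{-1/2}e^{-x^2-\tau^2/4}$. Since $\int e^{-\tau^2/4-ip\tau}d\tau=2\sqrt\pi\,e^{-p^2}$,
$$Wh_0(z)=\frac1\pi e^{-|z|^2}>0,\qquad \mathcal N(h_0)=\emptyset .$$

**Example (the first Hermite function).** For $h_1(x)=\sqrt2\,\pi^{-1/4}x\,e^{-x^2/2}$ we have $\varphi=2\pi^{-1/2}(x^2-\frac{\tau^2}4)e^{-x^2-\tau^2/4}$. Differentiating the previous integral twice in $p$,
$$\int\frac{\tau^2}4e^{-\tau^2/4-ip\tau}d\tau=-\frac14\,\partial_p^2\big(2\sqrt\pi\,e^{-p^2}\big)=\sqrt\pi\,(1-2p^2)e^{-p^2}.$$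
Hence $Wh_1(z)=\frac1\pi(2|z|^2-1)e^{-|z|^2}$, and $\mathcal N(h_1)=B_{1/\sqrt2}(0)$. By (1), for general $\hbar$ the negative part is the disc $|z|<\sqrt{\hbar/2}$.

We use the following textbook facts.

*Reality and size.* Replacing $\tau$ by $-\tau$ shows that $Wf$ is real. By Cauchy–Schwarz $\int|\varphi(x,\tau)|d\tau\le2\|f\|^2$, so $\varphi(x,\cdot)\in L^1$ for every $x$. Applying the same estimate to the bilinear version of $W$ and writing $f\bar f-g\bar g=(f-g)\bar f+g\,\overline{(f-g)}$, we get
$$|Wf|\le\tfrac1\pi\|f\|^2,\qquad \|Wf-Wg\|_\infty\le\tfrac1\pi\big(\|f\|+\|g\|\big)\|f-g\| . \tag{2}$$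
For Schwartz $f$, $Wf$ is continuous by dominated convergence. By (2) it is a uniform limit of such functions for every $f\in L^2$, hence continuous. In particular $\mathcal N(f)$ is open.

*Moyal's identity.*
$$\int_{\mathbb R^2}Wf\;Wg\,dz=\frac1{2\pi}|\langle f,g\rangle|^2 . \tag{3}$$
Indeed, Plancherel in $p$ turns the left side into $\frac1{2\pi}\iint\varphi_f\,\overline{\varphi_g}\,d\tau\,dx$. With $a=x+\frac\tau2$, $b=x-\frac\tau2$ this is $\frac1{2\pi}\iint f(a)\overline{f(b)}\,\overline{g(a)}\,g(b)\,da\,db$. As a check, take $f=h_0$, $g=h_1$: with $\int|z|^2e^{-2|z|^2}dz=\frac\pi4$ and $\int e^{-2|z|^2}dz=\frac\pi2$, the left side is $\frac1{\pi^2}\left(2\cdot\frac\pi4-\frac\pi2\right)=0$, as orthogonality requires.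

## 2. Operations on $f$ that move $Wf$ rigidly

**Definition (translations, shears, dilations).** Let $x_0,p_0,\mu\in\mathbb R$ and $\lambda>0$. Directly from the integral, using $(x+\frac\tau2)^2-(x-\frac\tau2)^2=2x\tau$ in the second line and $\tau\mapsto\sqrt\lambda\,\tau$ in the third,
$$\begin{aligned}
W\big(e^{ip_0\,\cdot}f(\cdot-x_0)\big)(x,p)&=Wf(x-x_0,\,p-p_0),\\
W\big(e^{i\mu(\cdot)^2/2}f\big)(x,p)&=Wf(x,\,p-\mu x),\\
W\big(\lambda^{-1/4}f(\cdot/\sqrt\lambda)\big)(x,p)&=Wf(x/\sqrt\lambda,\,\sqrt\lambda\,p).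
\end{aligned}\tag{4}$$
All three operations on $f$ are unitary.

**Example.** The function $\lambda^{1/4}h_1(\sqrt\lambda\,x)$ has negative part $\{\lambda x^2+p^2/\lambda<\frac12\}$, an ellipse with semi-axes $\frac1{\sqrt{2\lambda}}$ and $\sqrt{\lambda/2}$. Its area is $\frac\pi2$ for every $\lambda$. The smallest disc containing it has radius $\max\big(\frac1{\sqrt{2\lambda}},\sqrt{\lambda/2}\big)$, which is at least $\frac1{\sqrt2}$ with equality only for $\lambda=1$.

**Definition (rotations).** Let $h_k$ be the Hermite functions, an orthonormal basis of $L^2(\mathbb R)$ with $\frac12(x^2-\partial_x^2)h_k=(k+\frac12)h_k$. Let $U_\theta$ be the unitary with $U_\theta h_k=e^{-ik\theta}h_k$, and let $R_\theta$ be the rotation of the plane by the angle $\theta$. Then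
$$W(U_\theta f)(z)=Wf(R_\theta z). \tag{5}$$

*Proof.* Let $f$ be a finite sum of Hermite functions and $u=e^{-itH}f$ with $H=\frac12(x^2-\partial_x^2)$. Then $u=e^{-it/2}U_tf$, and the phase does not affect $Wu$. Put $\rho=u(X+\frac\tau2)\overline{u(X-\frac\tau2)}$, $a=X+\frac\tau2$, $b=X-\frac\tau2$. From $i\partial_tu=Hu$,
$$i\partial_t\rho=\tfrac12\big(a^2-b^2-\partial_a^2+\partial_b^2\big)\rho=\big(X\tau-\partial_X\partial_\tau\big)\rho,$$
because $\partial_a=\frac12\partial_X+\partial_\tau$ and $\partial_b=\frac12\partial_X-\partial_\tau$. Under $\frac1{2\pi}\int(\cdot)e^{-ip\tau}d\tau$, multiplication by $\tau$ becomes $i\partial_p$ and $\partial_\tau$ becomes $ip$. So $\partial_tW=X\,\partial_pW-p\,\partial_XW$. Along $z_t=R_{-t}z$ we have $\dot X=p$ and $\dot p=-X$, so $\frac d{dt}W(t,z_t)=\partial_tW+p\,\partial_XW-X\,\partial_pW=0$. Thus $W(U_tf)(R_{-t}z)=Wf(z)$, which is (5). For general $f$ approximate in $L^2$ by finite sums and use (2). $\square$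

**Example.** Since $U_{\pi/2}h_k=(-i)^kh_k$, the operator $U_{\pi/2}$ is the unitary Fourier transform, and (5) says $W\hat f(x,p)=Wf(-p,x)$. For $f=h_0(\cdot-x_0)$ we have $\hat f(\xi)=e^{-ix_0\xi}h_0(\xi)$, whose Wigner function is a Gaussian bump centered at $(0,-x_0)$. On the other side $Wf(-p,x)=\frac1\pi e^{-(p+x_0)^2-x^2}$, the same bump.

With $e_\theta=(\cos\theta,\sin\theta)$ and $e_\theta^\perp=(-\sin\theta,\cos\theta)$, formula (5) reads
$$W(U_\theta f)(s,y)=Wf(s\,e_\theta+y\,e_\theta^\perp).\tag{6}$$
The vertical line at abscissa $s$ for $U_\theta f$ is the line $\{z\cdot e_\theta=s\}$ for $f$.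

## 3. Wave packets, the heat operator on polynomials, support functions

**Definition (wave packet).** For $w=(x_0,p_0)$ let $g_w(x)=\pi^{-1/4}e^{ip_0x-(x-x_0)^2/2}$. By (4), $Wg_w(z)=\frac1\pi e^{-|z-w|^2}$, so (3) gives
$$|\langle f,g_w\rangle|^2=2\int_{\mathbb R^2}Wf(z)\,e^{-|z-w|^2}dz. \tag{7}$$
For fixed $x_0$, the function $p_0\mapsto\langle f,g_w\rangle$ is the Fourier transform of $f(x)h_0(x-x_0)$. Plancherel in $p_0$ and integration in $x_0$ give
$$\int_{\mathbb R^2}|\langle f,g_w\rangle|^2dw=2\pi\|f\|^2 . \tag{8}$$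

**Example.** For $f=h_0$, (7) gives $\frac2\pi\int e^{-|z|^2-|z-w|^2}dz=e^{-|w|^2/2}$, whose integral over $w$ is $2\pi$.

**Definition (heat operator).** For a polynomial $Q$ and $t\in\mathbb R$, put $e^{t\partial^2}Q=\sum_{j\ge0}\frac{t^j}{j!}Q^{(2j)}$, a finite sum. Then $e^{s\partial^2}e^{t\partial^2}=e^{(s+t)\partial^2}$. The operator keeps degree and leading coefficient, and sends real polynomials to real ones. Taylor's formula and the moments $\frac1{\sqrt{4\pi t}}\int u^{2j}e^{-u^2/4t}du=\frac{(2j)!}{j!}t^j$ give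
$$e^{t\partial^2}Q(X)=\frac1{\sqrt{4\pi t}}\int Q(X-u)e^{-u^2/4t}du\quad(t>0),\qquad e^{-\frac14\partial^2}Q(X)=\frac1{\sqrt\pi}\int Q(X+iv)e^{-v^2}dv. \tag{9}$$

**Example.** $e^{-t\partial^2}(X^2+\delta^2)=X^2+\delta^2-2t$. For $\delta\ne0$ the zeros are $\pm i\sqrt{\delta^2-2t}$ until $t=\delta^2/2$. Then they meet on the real axis.

**Definition (support function).** For a bounded nonempty set $S\subset\mathbb R^2$ put $h_S(\theta)=\sup_{z\in S}z\cdot e_\theta$. It is continuous, and the closed convex hull of $S$ is $\{z:z\cdot e_\theta\le h_S(\theta)\text{ for all }\theta\}$. Hence a closed disc $\overline{B_r(c)}$ lies in the closed convex hull of $S$ as soon as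
$$h_S(\theta)\ge c\cdot e_\theta+r\quad\text{for all }\theta. \tag{10}$$

**Example.** For $S=B_r(c)$ one has $h_S(\theta)=c\cdot e_\theta+r$. So (10) compares $h_S$ with the support function of the disc.

## 4. Lower bounds for a disc, or a convex set, containing $\mathcal N_-(Wf)$

Suppose the Wigner function of a unit vector $f$ is negative somewhere, but only inside some disc of radius $R_0$. How small can $R_0$ be? It is known that $R_0\ge\frac{\sqrt\hbar}4$. The paper of Luís Daniel Abreu, Ulysse Chabaud, Nuno Costa Dias and João Nuno Prata, "Inverse problems for the zeros of the Wigner function", arXiv:2504.20324 (2025), conjectures, on the basis of $h_1$, that the optimal bound is $\sqrt{\hbar/2}$. We prove that this is so.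

**Theorem 1.** If $f\in L^2(\mathbb R)$, $\|f\|=1$, $\mathcal N_-(Wf)\ne\emptyset$ and $\mathcal N_-(Wf)\subset B_{R_0}(z_0)$, then $R_0\ge\sqrt{\hbar/2}$. Equality can hold if and only if $f(x)=(c_0+c_1x)\,e^{-x^2/(2\hbar)+bx}$ with $c_0,c_1,b\in\mathbb C$, $c_1\ne0$.

"Equality can hold" means that for some $z_0$ the inclusion is true with $R_0=\sqrt{\hbar/2}$. The function $h_1$ shows that the constant is optimal.

**Theorem 2.** Let $\|f\|=1$.

(i) $\mathcal N_-(Wf)$ is bounded and nonempty if and only if $f(x)=P(x)e^{-\gamma x^2/2+bx}$ with $\operatorname{Re}\gamma>0$, $b\in\mathbb C$, and $P$ a polynomial of degree $n\ge1$.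

(ii) In that case the closed convex hull of $\mathcal N_-(Wf)$ contains a closed ellipse of area $\pi\hbar/2$. So every convex set containing $\mathcal N_-(Wf)$ has area at least $\pi\hbar/2$. The area of the convex hull equals $\pi\hbar/2$ if and only if $n=1$.

The squeezed functions of Section 2 explain why area appears: the shape of the negative part can be changed by area-preserving maps.

## 5. Polynomial times Gaussian on a vertical line, and degrees one and two

We compute $Wg$ for $g=p\,e^{-x^2/2}$ with $p(x)=C\prod_{j=1}^n(x-r_j)$, $C\ne0$, $r_j=\alpha_j+i\beta_j$. Fix the abscissa $s$, put $\delta_j=s-\alpha_j$ and $\tau=2\sigma$. The Gaussian factors multiply to $e^{-s^2-\sigma^2}$, and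
$$(s+\sigma-r_j)(s-\sigma-\bar r_j)=\big(\delta_j+(\sigma-i\beta_j)\big)\big(\delta_j-(\sigma-i\beta_j)\big)=\delta_j^2-(\sigma-i\beta_j)^2 .$$
Therefore
$$Wg(s,y)=\frac{|C|^2e^{-s^2}}\pi\int\prod_j\big(\delta_j^2-(\sigma-i\beta_j)^2\big)\,e^{-\sigma^2-2iy\sigma}\,d\sigma .$$
Now $-\sigma^2-2iy\sigma=-(\sigma+iy)^2-y^2$. The integrand is entire and decays like a Gaussian in every horizontal strip, so we may integrate over $\sigma=v-iy$, $v\in\mathbb R$. There $\sigma-i\beta_j=-i(y+\beta_j+iv)$, so $-(\sigma-i\beta_j)^2=(y+iv+\beta_j)^2$. With (9) we obtain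
$$Wg(s,y)=\frac{|C|^2}{\sqrt\pi}\,e^{-s^2-y^2}\,q_s(y),\qquad q_s=e^{-\frac14\partial^2}Q_s,\qquad Q_s(X)=\prod_{j=1}^n\big((X+\beta_j)^2+(s-\alpha_j)^2\big). \tag{11}$$
So on each vertical line the sign of $Wg$ is the sign of a polynomial, obtained by running the heat equation backward for time $\frac14$ from a polynomial whose zeros $-\beta_j\pm i(s-\alpha_j)$ we know.

**Degree one.** Here $q_s(y)=(y+\beta_1)^2+(s-\alpha_1)^2-\frac12$, so $\mathcal N(g)$ is the open disc of radius $\frac1{\sqrt2}$ centered at $(\alpha_1,-\beta_1)$, whatever the zero $r_1$ is.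

**The function $h_2$.** It is a multiple of $(x^2-\frac12)e^{-x^2/2}$, with zeros $\pm\frac1{\sqrt2}$. So $Q_s=X^4+(2s^2+1)X^2+(s^2-\frac12)^2$, and
$$q_s(y)=Q_s-\tfrac14Q_s''+\tfrac1{32}Q_s''''=(s^2+y^2)^2-2(s^2+y^2)+\tfrac12 .$$
The negative part is the annulus $1-\frac1{\sqrt2}<|z|^2<1+\frac1{\sqrt2}$. A disc containing it has radius at least $\sqrt{1+1/\sqrt2}\approx1.307$.

**A double zero.** For $x^2e^{-x^2/2}$ we have $Q_s=(X^2+s^2)^2$, $Q_s''=12X^2+4s^2$ and $Q_s''''=24$, so
$$q_s(y)=(s^2+y^2)^2-s^2-3y^2+\tfrac34. \tag{12}$$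
Write $S=s^2$, $u=y^2\ge0$; then $q_s=u^2+(2S-3)u+S^2-S+\frac34$. If $S<\frac32$, the minimum over $u\ge0$ is at $u=\frac{3-2S}2$ and equals $2S-\frac32$. If $S\ge\frac32$, it is at $u=0$ and equals $S^2-S+\frac34>0$. So the line at abscissa $s$ meets $\mathcal N$ exactly when $s^2<\frac34$, and the horizontal half-width of $\mathcal N$ is $\frac{\sqrt3}2\approx0.866$. For the vertical half-width, the larger root $u=\frac12\big(3-2S+\sqrt{6-8S}\big)$ is largest at $S=0$, which gives $\sqrt{(3+\sqrt6)/2}\approx1.651$. Both exceed $\frac1{\sqrt2}\approx0.707$.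

## 6. Averaging over rotations loses the negativity

The extremal $Wh_1$ is radial, so a natural first attempt is to symmetrize. Translate so that $\mathcal N(f)\subset B_{R_0}(0)$ and average $Wf$ over rotations about $0$. The average is still nonnegative outside $B_{R_0}(0)$. For a finite sum $f=\sum c_kh_k$, (5) shows that the average is $\frac1{2\pi}\int_0^{2\pi}W(U_\theta f)\,d\theta$. In the double sum over Hermite indices the term $(j,k)$ carries $e^{-i(j-k)\theta}$, so only the diagonal survives, and the average is $\sum_k|c_k|^2\,Wh_k$. One would like to show that such a radial function cannot have its negative values in a disc of radius below $\frac1{\sqrt2}$.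

The attempt stops here, because the average can lose its negativity. For $f=\frac1{\sqrt2}(h_0+h_1)$ the average is
$$\frac1{2\pi}\big(1+2|z|^2-1\big)e^{-|z|^2}=\frac1\pi|z|^2e^{-|z|^2}\ge0,$$
although $f$ has degree one, so $\mathcal N(f)$ is a full disc of radius $\frac1{\sqrt2}$. Moreover, the radial problem has no positive lower bound. The function $(1-\lambda)Wh_0+\lambda Wh_1$ equals $\frac1\pi\big(1-2\lambda+2\lambda|z|^2\big)e^{-|z|^2}$, and for $\lambda$ slightly above $\frac12$ its negative part is the disc $|z|^2<\frac{2\lambda-1}{2\lambda}$, which is as small as we like. Averaging replaces the product $f\bar f$ in the Wigner integral by a sum of such products, and the bound is false for those. The proof below keeps the product structure throughout: first in an inequality for $|f(x+t)||f(x-t)|$, then in the product formula (11).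

## 7. A bounded negative part forces polynomial times Gaussian

Let $\|f\|=1$ and $\mathcal N(f)\subset B_{R_0}(z_0)$. By (4) we may translate so that $z_0=0$. Write $W=Wf=W_+-W_-$, with $0\le W_-\le\frac1\pi$ and $W_-=0$ off $B_{R_0}(0)$. In particular $\int W_-\le R_0^2$. We show that $f$ is a polynomial times a Gaussian.

**Step 1: $W\in L^1(\mathbb R^2)$.** This makes Fourier inversion in $p$ available. By (7), for every $w$,
$$\int W_+(z)e^{-|z-w|^2}dz=\tfrac12|\langle f,g_w\rangle|^2+\int W_-(z)e^{-|z-w|^2}dz .$$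
Integrate in $w$. By Tonelli, (8) and $\int e^{-|z-w|^2}dw=\pi$, we get $\pi\int W_+=\pi+\pi\int W_-<\infty$.

**Step 2: $f\in C_0(\mathbb R)$ after modification on a null set.** We need pointwise values of $f$, and we need them to vanish at infinity. By Step 1, $W(x,\cdot)\in L^1$ for a.e. $x$, and $W(x,\cdot)$ is $\frac1{2\pi}$ times the Fourier transform of $\varphi(x,\cdot)\in L^1$. Inversion gives $\varphi(x,\tau)=\int W(x,p)e^{ip\tau}dp$ for a.e. $(x,\tau)$, that is
$$f(a)\overline{f(b)}=\int W\!\left(\tfrac{a+b}2,p\right)e^{ip(a-b)}dp\qquad\text{for a.e. }(a,b).$$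
Since $C_c(\mathbb R)$ is dense in $L^2$, there is $\psi\in C_c(\mathbb R)$ with $\int\bar f\psi=1$. Multiply by $\psi(b)$, integrate in $b$, and substitute $b=2X-a$. For a.e. $a$,
$$f(a)=2\iint W(X,p)\,e^{2ip(a-X)}\,\psi(2X-a)\,dp\,dX .$$
The integrand is bounded by $\|\psi\|_\infty|W|\in L^1$, is continuous in $a$, and tends to $0$ for each $(X,p)$ as $|a|\to\infty$, because $\psi$ has compact support. By dominated convergence the right side is in $C_0(\mathbb R)$. We replace $f$ by it; this does not change $W$.

**Step 3: an inequality between three values of $f$.** Here nonnegativity outside the disc is used on vertical lines. Let $|x|>R_0$. Then $W(x,\cdot)\ge0$, while $\varphi(x,\cdot)$ is continuous, bounded and in $L^1$. For $\varepsilon>0$, Fubini gives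
$$\int W(x,p)e^{-\varepsilon p^2}dp=\int\varphi(x,\tau)\,\frac{e^{-\tau^2/(4\varepsilon)}}{\sqrt{4\pi\varepsilon}}\,d\tau\;\longrightarrow\;\varphi(x,0)\qquad(\varepsilon\to0).$$
By monotone convergence $\int W(x,p)\,dp=\varphi(x,0)<\infty$. So $W(x,\cdot)\in L^1$, the inversion formula holds for every $\tau$ (both sides are continuous), and $|\varphi(x,\tau)|\le\int W(x,p)dp=\varphi(x,0)$. With $\tau=2t$,
$$|f(x+t)|\,|f(x-t)|\le|f(x)|^2\qquad(|x|>R_0,\ t\in\mathbb R). \tag{13}$$

**Step 4: $f$ decays exponentially.** The purpose is to obtain analyticity of the Fourier transform. If $f\equiv0$ on $(R_0,\infty)$, nothing is needed at $+\infty$. Otherwise fix $a>R_0$ with $f(a)\ne0$ and put $u(t)=|f(a+t)|/|f(a)|$. Then (13) at $x=a+t$ gives $|f(a+2t)||f(a)|\le|f(a+t)|^2$, i.e. $u(2t)\le u(t)^2$ for $t>0$. Since $f\in C_0$, there are $T>0$ and $\vartheta\in(0,1)$ with $u\le\vartheta$ on $[T,2T]$. Iterating, $u\le\vartheta^{2^k}$ on $[2^kT,2^{k+1}T]$. There $2^k\ge t/(2T)$, so $u(t)\le\vartheta^{t/(2T)}$ for all $t\ge T$. The argument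 at $-\infty$ is the same.

**Step 5: $W$ does not vanish identically on any half-plane $\{z\cdot e>\kappa\}$ with $|e|=1$.** This will make the positive part felt in every direction. By (5), $\mathcal N(U_\theta f)\subset B_{R_0}(0)$ for every $\theta$, so Steps 1–4 apply to every $U_\theta f$. The Fourier transform of $U_\theta f$ is $U_{\theta+\pi/2}f$, which decays exponentially. Hence $U_\theta f$ extends holomorphically to a strip around $\mathbb R$; it is real-analytic on $\mathbb R$ and not identically zero. Let $e=e_\theta$ and suppose $W=0$ on $\{z\cdot e>\kappa\}$. By (6), $W(U_\theta f)(x,\cdot)=0$ for all $x>\kappa$. By injectivity of the Fourier transform and continuity, $|U_\theta f(x)|^2=0$ for all $x>\kappa$, which contradicts analyticity.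

**Step 6: an entire function with finitely many zeros.** We now encode $f$ in an entire function whose zeros are zeros of $w\mapsto\langle f,g_w\rangle$. Let
$$F(\zeta)=\pi^{-1/4}\int f(x)\,e^{-x^2/2+x\zeta}\,dx .$$
It is entire. Expanding the square in $g_w$ gives $\langle f,g_w\rangle=e^{-x_0^2/2}F(\zeta)$ with $\zeta=x_0-ip_0$. So $|F(\zeta)|\le e^{x_0^2/2}\le e^{|\zeta|^2/2}$. Also $F\not\equiv0$, because $F$ on the imaginary axis is a Fourier transform of $fe^{-x^2/2}\ne0$.

Suppose $F$ had infinitely many zeros. They correspond to points $w_k$ with $|w_k|\to\infty$, and after passing to a subsequence $w_k/|w_k|\to e$. By (7), $\int W(z)e^{-|z-w_k|^2}dz=0$. Multiplying by $e^{|w_k|^2}$,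
$$\int W_+\,e^{-|z|^2+2z\cdot w_k}\,dz=\int W_-\,e^{-|z|^2+2z\cdot w_k}\,dz\le R_0^2\,e^{2R_0|w_k|}.$$
On $\{z\cdot e>R_0\}$ the function $W$ is continuous, nonnegative and, by Step 5, not identically zero. So there are a closed disc $D$ and $\delta,\eta>0$ with $W\ge\delta$ and $z\cdot e\ge R_0+2\eta$ on $D$. Since $D$ is bounded and $w_k/|w_k|\to e$, for large $k$ we have $z\cdot w_k\ge(R_0+\eta)|w_k|$ on $D$. The left side is then at least $\delta\int_De^{-|z|^2}dz\cdot e^{2(R_0+\eta)|w_k|}$. For large $k$ this exceeds $R_0^2e^{2R_0|w_k|}$, a contradiction. So $F$ has finitely many zeros.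

**Step 7: the form of $f$.** We invert the transform. By Hadamard's theorem, an entire function with $|F(\zeta)|\le e^{|\zeta|^2/2}$ and finitely many zeros is
$$F(\zeta)=q(\zeta)\,e^{\alpha\zeta^2+\beta\zeta+\kappa},\qquad q\text{ a polynomial},\ \deg q=n .$$
The Fourier transform of $fe^{-x^2/2}\in L^2$ is
$$\int f(x)e^{-x^2/2}e^{-i\eta x}dx=\pi^{1/4}F(-i\eta)=\pi^{1/4}q(-i\eta)\,e^{-\alpha\eta^2-i\beta\eta+\kappa}.$$
If $\operatorname{Re}\alpha\le0$, its modulus is a polynomial's modulus times $e^{-\operatorname{Re}\alpha\,\eta^2+\operatorname{Im}\beta\,\eta}$, which is not square integrable. So $\operatorname{Re}\alpha>0$. The inverse transform of $e^{-\alpha\eta^2-i\beta\eta}$ is a nonzero multiple of $e^{-(x-\beta)^2/(4\alpha)}$. Multiplication by $\eta^k$ becomes $k$-fold differentiation up to a constant, and this produces a polynomial factor of degree exactly $k$. Hence $fe^{-x^2/2}$ is a polynomial of degree $n$ times $e^{-(x-\beta)^2/(4\alpha)}$, and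
$$f(x)=P(x)\,e^{-\gamma x^2/2+bx},\qquad\deg P=n,\quad\gamma=\tfrac1{2\alpha}-1,\quad b=\tfrac\beta{2\alpha}.$$
As before, $f\in L^2$ forces $\operatorname{Re}\gamma>0$. Undoing the initial translation does not change this form, its degree, or $\gamma$.

**Step 8: nonempty negative part means $n\ge1$.** If $n=0$, then $f$ is a Gaussian. By (4), a shear, a dilation and a translation carry it to a multiple of $h_0$ (Section 8 writes this out for every $n\ge0$), so $Wf>0$ everywhere. Thus if $\mathcal N(f)$ is bounded and nonempty, then $n\ge1$. This proves one direction of Theorem 2(i).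

## 8. Area-preserving normalization

Let $f=Pe^{-\gamma x^2/2+bx}$ with $\deg P=n$, $\lambda=\operatorname{Re}\gamma>0$, $\mu=\operatorname{Im}\gamma$. We bring the Gaussian to standard form and record what happens in phase space. Put
$$f_1=e^{i\mu x^2/2}f=Pe^{-\lambda x^2/2+bx},\qquad f_2(x)=\lambda^{-1/4}f_1(x/\sqrt\lambda)=P_2(x)\,e^{-x^2/2+(x_1+ip_1)x},$$
where $x_1+ip_1=b/\sqrt\lambda$, and $\tilde f(x)=e^{-ip_1x}f_2(x+x_1)$. The exponent of $\tilde f$ is
$$-ip_1x-\tfrac12(x+x_1)^2+(x_1+ip_1)(x+x_1)=-\tfrac12x^2+\text{const},$$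
so $\tilde f=p\,e^{-x^2/2}$ with $\deg p=n$. By (4), $W\tilde f(z)=Wf_2(z+z_1)$ with $z_1=(x_1,p_1)$, $Wf_2(x,p)=Wf_1(x/\sqrt\lambda,\sqrt\lambda\,p)$, and $Wf_1(x,p)=Wf(x,p-\mu x)$. Altogether
$$W\tilde f(z)=Wf\big(L(z+z_1)\big),\qquad L=\begin{pmatrix}\lambda^{-1/2}&0\\-\mu\lambda^{-1/2}&\lambda^{1/2}\end{pmatrix},\qquad\det L=1. \tag{14}$$
So $\mathcal N(f)=A\,\mathcal N(\tilde f)$ with the area-preserving affine map $A(z)=L(z+z_1)$.

## 9. The rightmost zero and the mean of the zeros

It remains to study $\tilde f=p\,e^{-x^2/2}$ with $n\ge1$. How far to the right does $\mathcal N(\tilde f)$ reach? In degree one it reaches $\frac1{\sqrt2}$ beyond the real part of the zero. A natural guess for degree $n$ is that it reaches at least $\frac1{\sqrt2}$ beyond $\max_j\alpha_j$. This is false in degree two.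

Take the Fourier transform of $x^2e^{-x^2/2}$. Write $x^2=(x^2-\frac12)+\frac12$. The first part times $e^{-x^2/2}$ is a multiple of $h_2$ and is multiplied by $(-i)^2=-1$; the second is a multiple of $h_0$ and is fixed. So the transform is $(1-x^2)e^{-x^2/2}$, with zeros $\pm1$. By (5) its negative part is the one of (12) turned by a right angle. It reaches to the right as far as $\sqrt{(3+\sqrt6)/2}\approx1.651$, which is less than $1+\frac1{\sqrt2}\approx1.707$. (Formula (11) for the zeros $\pm1$ gives $q_s(y)=(s^2+y^2)^2-3s^2-y^2+\frac34$, in agreement with (12) after exchanging $s$ and $y$.)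

The example shows a second difficulty. Under a rotation of phase space a double zero at $0$ turned into the pair $\pm1$, so the individual zeros do not move rigidly. But their mean stayed at $0$. We shall see that the mean of the zeros does rotate rigidly, and that the reach of the negative part beyond the mean is always at least $\frac1{\sqrt2}$.

To see why the mean enters, look at (11) for a line that misses $\mathcal N$. Then $q_s=e^{-\frac14\partial^2}Q_s\ge0$. Under the backward heat flow the zeros of $Q_s$, which start at heights $\pm|s-\alpha_j|$, are drawn to the real axis. In degree one the height obeys $y(t)^2=(s-\alpha_1)^2-2t$. Nonnegativity at time $\frac14$ says that none of them has reached the axis before time $\frac14$, so they must have started high enough. The quantity that obeys a clean differential inequality is the sum of the heights, and this is the content of the next lemma.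

**Key Lemma.** Let $Q(X)=\prod_{j=1}^n\big((X+\beta_j)^2+\delta_j^2\big)$ with $\beta_j,\delta_j\in\mathbb R$, $n\ge1$. If $q=e^{-\frac14\partial^2}Q\ge0$ on $\mathbb R$, then all $\delta_j\ne0$ and
$$\frac1n\sum_{j=1}^n|\delta_j|\ge\frac1{\sqrt2},$$
with strict inequality if $n\ge2$.

*Proof.* Let $Q_t=e^{-t\partial^2}Q$, a real monic polynomial of degree $2n$, so that $Q_0=Q$ and $Q_{1/4}=q$.

**Step 1: no real zeros before time $\frac14$.** This lets us split the zeros into upper and lower ones for the whole time interval. For $0\le t<\frac14$ we have $Q_t=e^{(\frac14-t)\partial^2}q$, and by (9) this is the convolution of $q$ with a Gaussian. Since $q\ge0$ is a nonzero polynomial, $Q_t>0$ on $\mathbb R$. At $t=0$ this gives $\delta_j\ne0$ for all $j$, since otherwise $Q(-\beta_j)=0$. So for $t\in[0,\frac14)$ the polynomial $Q_t$ has exactly $n$ zeros $z_k=x_k+iy_k$ in the open upper half-plane, with multiplicity, and their conjugates. Put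
$$Y(t)=\sum_{k=1}^ny_k=\frac12\sum_{\text{all zeros}}|\operatorname{Im}z| .$$
The zeros of a monic polynomial depend continuously, as a multiset, on its coefficients. So $Y$ is continuous on $[0,\frac14)$. It is positive, and $Y(0)=\sum_j|\delta_j|$.

**Step 2: collisions of zeros happen at finitely many times only.** We want to differentiate the zeros. The discriminant of $Q_t$ is a polynomial in $t$; we check that it is not identically zero. For $t>0$ and $X=\sqrt t\,x$ one has $e^{-t\partial_X^2}X^m=t^{m/2}e^{-\partial_x^2}x^m$. Since $Q$ is monic of degree $2n$, as $t\to\infty$,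
$$t^{-n}Q_t(\sqrt t\,x)\to e^{-\partial_x^2}x^{2n}=H_{2n}(x/2),$$
with $H_{2n}$ the Hermite polynomial, whose zeros are simple. The polynomials on the left are monic of degree $2n$, so for large $t$ their discriminants are nonzero, and so is that of $Q_t$. Hence, off a finite set of times, all zeros of $Q_t$ are simple, and by the implicit function theorem they are smooth functions of $t$ there.

**Step 3: a differential inequality for $Y$.** This is the quantitative part. At a time without collisions, differentiate $Q_t(z_k(t))=0$ and use $\partial_tQ_t=-Q_t''$: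
$$\dot z_k=\frac{Q_t''(z_k)}{Q_t'(z_k)}=2\sum_{l\ne k}\frac1{z_k-z_l},$$
the sum over all other zeros of $Q_t$; the second equality holds at a simple zero, as one sees by writing $Q_t=(X-z_k)G$, so that $Q_t''(z_k)/Q_t'(z_k)=2G'(z_k)/G(z_k)$. Sum over the $n$ upper zeros. The terms $\frac2{z_k-z_l}$ with both zeros upper cancel in pairs. What is left are the terms with conjugate zeros:
$$\sum_k\dot z_k=2\sum_{k,l=1}^n\frac1{z_k-\bar z_l},\qquad \dot Y=-2\sum_{k,l=1}^n\frac{y_k+y_l}{|z_k-\bar z_l|^2}.$$
All summands $\frac{y_k+y_l}{|z_k-\bar z_l|^2}$ are positive. The diagonal ones are $\frac{2y_k}{4y_k^2}=\frac1{2y_k}$. Keeping only these and then using Cauchy–Schwarz,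
$$\dot Y\le-\sum_{k=1}^n\frac1{y_k}\le-\frac{n^2}{\sum_ky_k}=-\frac{n^2}Y, \tag{15}$$
and the first inequality is strict if $n\ge2$.

**Step 4: integration up to time $\frac14$.** By (15), $\frac d{dt}Y^2\le-2n^2$ off a finite set. Since $Y^2$ is continuous, we may add up over the intervals between exceptional times:
$$0<Y(t)^2\le Y(0)^2-2n^2t\qquad(0\le t<\tfrac14).$$
Letting $t\to\frac14$ gives $Y(0)^2\ge\frac{n^2}2$, which is the claim. If $n\ge2$, the function $E(t)=Y(0)^2-2n^2t-Y(t)^2$ is continuous, vanishes at $0$ and has positive derivative off a finite set, so it is strictly increasing. For $t\in[\frac18,\frac14)$ we get $Y(0)^2\ge2n^2t+E(\frac18)$, and $t\to\frac14$ yields $Y(0)^2\ge\frac{n^2}2+E(\frac18)>\frac{n^2}2$. $\square$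

**Check on the double zero.** For $Q=(X^2+s^2)^2$ both $|\delta_j|$ equal $|s|$. The computation after (12) shows $q\ge0$ exactly when $s^2\ge\frac34$, so $|s|\ge\frac{\sqrt3}2>\frac1{\sqrt2}$, as the strict form requires.

## 10. A disc of radius $1/\sqrt2$ inside the convex hull

Let $\tilde f=p\,e^{-x^2/2}$ with $\deg p=n\ge1$ and zeros $r_j=\alpha_j+i\beta_j$.

**Step 1: $\mathcal N(\tilde f)$ is bounded and nonempty.** This makes its support function finite and completes Theorem 2(i). In (11), $q_s(y)$ is a polynomial in $(s,y)$. The $y$-derivatives lower the total degree, so its part of degree $2n$ is that of $Q_s(y)$, namely $(s^2+y^2)^n$. So $q_s(y)>0$ for $|(s,y)|$ large, and $\mathcal N(\tilde f)$ is bounded. For $s=\alpha_1$ one of the $\delta_j$ in $Q_s$ is zero, so by the Key Lemma $q_s\ge0$ is impossible, and $\mathcal N(\tilde f)\ne\emptyset$. By (14), $\mathcal N(f)$ is bounded and nonempty for every $f=Pe^{-\gamma x^2/2+bx}$ with $\operatorname{Re}\gamma>0$ and $\deg P\ge1$. This is the remaining direction of Theorem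 2(i).

**Proposition.** Let $m=\frac1n\sum_jr_j$ and $c=(\operatorname{Re}m,-\operatorname{Im}m)$. Let $h(\theta)=\sup_{z\in\mathcal N(\tilde f)}z\cdot e_\theta$. Then
$$h(\theta)\ge c\cdot e_\theta+\frac1{\sqrt2}\qquad\text{for all }\theta,$$
strictly if $n\ge2$. Hence the closed convex hull $K$ of $\mathcal N(\tilde f)$ contains $\overline{B_{1/\sqrt2}(c)}$, and if $n\ge2$ it contains a disc of strictly larger radius.

*Proof.* **Step 2: the mean of the zeros rotates rigidly.** This turns one direction into all directions. Write $\tilde f=\sum_{k\le n}c_kh_k$, $c_n\ne0$, and $h_k=\kappa_k\big(x^k+O(x^{k-2})\big)e^{-x^2/2}$, $\kappa_k\neq0$; the term $x^{k-1}$ is absent by parity. Then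
$$U_\theta\tilde f=\sum_{k\le n}e^{-ik\theta}c_kh_k=p_\theta e^{-x^2/2},\qquad\deg p_\theta=n .$$
The two top coefficients of $p_\theta$ are $e^{-in\theta}c_n\kappa_n$ and $e^{-i(n-1)\theta}c_{n-1}\kappa_{n-1}$. So the sum of the zeros of $p_\theta$ is
$$-e^{i\theta}\,\frac{c_{n-1}\kappa_{n-1}}{c_n\kappa_n}=e^{i\theta}\,n\,m,$$
the last equality because at $\theta=0$ the sum is $nm$. The mean of the real parts of the zeros of $p_\theta$ is therefore $\operatorname{Re}(e^{i\theta}m)=\cos\theta\operatorname{Re}m-\sin\theta\operatorname{Im}m=c\cdot e_\theta$.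

**Step 3: apply the Key Lemma on the supporting line.** Fix $\theta$ and let $\alpha_j$ now denote the real parts of the zeros of $p_\theta$. The set $\mathcal N(\tilde f)$ is open, so $z\cdot e_\theta<h(\theta)$ on it. For every $s\ge h(\theta)$ the line $\{z\cdot e_\theta=s\}$ misses it, and by (6) $W(U_\theta\tilde f)(s,\cdot)\ge0$. By (11) for $p_\theta$ and the Key Lemma, $s-\alpha_j\ne0$ for all $j$ and all $s\ge h(\theta)$. Hence $\alpha_j<h(\theta)$ for all $j$. So at $s=h(\theta)$ the numbers $|\delta_j|$ are $h(\theta)-\alpha_j$, without absolute values, and their mean is $h(\theta)$ minus the mean of the $\alpha_j$: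
$$h(\theta)-c\cdot e_\theta=\frac1n\sum_{j=1}^n\big(h(\theta)-\alpha_j\big)\ge\frac1{\sqrt2},$$
strictly if $n\ge2$.

**Step 4: from support functions to a disc.** By (10), $K\supset\overline{B_{1/\sqrt2}(c)}$. If $n\ge2$, the continuous function $h(\theta)-c\cdot e_\theta$ on the circle has a minimum $r>\frac1{\sqrt2}$, and (10) gives $K\supset\overline{B_r(c)}$. $\square$

## 11. Proofs of Theorems 1 and 2

Theorem 2(i) was proved in Sections 7 and 10. By (1) it suffices to prove the rest for $\hbar=1$: areas are multiplied by $\hbar$ and radii by $\sqrt\hbar$.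

**Theorem 2(ii).** Let $\mathcal N(f)=A\,\mathcal N(\tilde f)$ as in Section 8. An invertible affine map carries closed convex hulls to closed convex hulls, so the closed convex hull of $\mathcal N(f)$ is $AK$. By the Proposition $AK\supset A\,\overline{B_{1/\sqrt2}(c)}$, which is a closed ellipse of area $\frac\pi2$ because $\det L=1$. If a convex set contains $\mathcal N(f)$, its closure contains $AK$. A convex set in the plane has the same area as its closure, so the area is at least $\frac\pi2$. For the same reason the convex hull of $\mathcal N(f)$ has the area of $AK$, i.e. that of $K$. If $n\ge2$, this is strictly larger than $\frac\pi2$, because $K$ contains a disc of radius larger than $\frac1{\sqrt2}$. If $n=1$, $\mathcal N(\tilde f)$ is a disc of radius $\frac1{\sqrt2}$ by Section 5, and the area is $\frac\pi2$. $\blacksquare$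

**Theorem 1, the bound.** Let $\emptyset\ne\mathcal N(f)\subset B_{R_0}(z_0)$. By Section 7, $f$ is a polynomial of degree $n\ge1$ times a Gaussian, and
$$\overline{B_{R_0}(z_0)}\supset AK\supset A\,\overline{B_{1/\sqrt2}(c)} .$$
Comparing areas, $\pi R_0^2\ge\frac\pi2$, so $R_0\ge\frac1{\sqrt2}$. For general $\hbar$ this is $R_0\ge\sqrt{\hbar/2}$, and since $\mathcal N_-(Wh_1)=B_{\sqrt{\hbar/2}}(0)$, the constant is optimal.

**Theorem 1, equality.** Suppose the inclusion holds with $R_0=\frac1{\sqrt2}$. Then $K$ has area at most $\frac\pi2$, so $n=1$ by the Proposition. The closed ellipse $A\,\overline{B_{1/\sqrt2}(c)}$ lies in the closed disc $\overline{B_{R_0}(z_0)}$ and has the same area, so the two coincide. Thus the linear part $L$ of $A$ maps a disc onto a disc of the same radius, i.e. $L$ is orthogonal. An orthogonal lower triangular matrix with positive diagonal is the identity, so $\lambda=1$, $\mu=0$, $\gamma=1$, and $f=(c_0+c_1x)e^{-x^2/2+bx}$ with $c_1\ne0$.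

Conversely, for such an $f$ we have $L=I$ and $n=1$. By (14), $\mathcal N(f)$ is a translate of $\mathcal N(\tilde f)$, which by Section 5 is an open disc of radius exactly $\frac1{\sqrt2}$. So the inclusion holds with $R_0=\frac1{\sqrt2}$. Rescaling by (1) turns $e^{-x^2/2+bx}$ into $e^{-x^2/(2\hbar)+b'x}$ with $b'=b/\sqrt\hbar$, which is the form stated for general $\hbar$. $\blacksquare$
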